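# Sharing entanglement while unauthorized pairs stay at fidelity one half

## 1. Stacked encodings and a first guess

Several parties hold shares of a quantum state. A dealer wants certain *pairs of groups* of parties to be able to produce an EPR pair: one group acts on its shares and obtains a qubit, the other acts on its shares and obtains a qubit, with no communication, and the two qubits are maximally entangled. Every other pair of groups should stay far from an EPR pair.

A natural recipe treats each authorized pair separately. Take an EPR pair, hide one half in the shares of the first group and the other half in the shares of the second group, and do this independently for each authorized pair. The pieces are stacked by tensor product. An unauthorized pair that holds only a part of each piece finds a weak residue of entanglement in it. With many pieces it holds many weak residues.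

Can the dealer keep unauthorized pairs at a *fixed* distance from an EPR pair, whatever the number of parties and of authorized pairs? The problem is posed in Zahra Khanian, Dongjin Lee, Debbie Leung, Zhi Li, Alex May, Takato Mori, Stanley Miao, Farzin Salek, Jinmin Yi, Beni Yoshida, "Entanglement sharing schemes", arXiv:2509.21462 (2025).

**First guess: no.** Weak entanglement in many copies can be concentrated, so enough stacked pieces should give an unauthorized pair an almost perfect EPR pair. We fix definitions and then test this guess.

## 2. Access structures, security, and singleton pairs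

There are $n$ parties $1,\dots,n$ with finite-dimensional systems $S_1,\dots,S_n$, in a state $\rho$ that may be mixed. A party without a share holds a one-dimensional system. We identify a set of systems with the set of its parties. Put $|\Phi^+\rangle=(|00\rangle+|11\rangle)/\sqrt2$, and write $\Phi^+$ also for the projector. With the Pauli matrices $\sigma_1,\sigma_2,\sigma_3$ (also written $X,Y,Z$),
$$\Phi^+=\tfrac14\big(I+\sigma_1\otimes\sigma_1-\sigma_2\otimes\sigma_2+\sigma_3\otimes\sigma_3\big).\tag{1}$$

**Definition (recovery).** Let $T_1,T_2$ be disjoint nonempty sets of parties. The pair $\{T_1,T_2\}$ *recovers an EPR pair* if there are channels $\mathcal N_{T_1}$, $\mathcal N_{T_2}$, each acting only on its own set and outputting one qubit, with $(\mathcal N_{T_1}\otimes\mathcal N_{T_2})(\rho_{T_1T_2})=\Phi^+$. It *recovers a state $\delta$-close to an EPR pair* if some local channels give $\langle\Phi^+|(\mathcal N_{T_1}\otimes\mathcal N_{T_2})(\rho_{T_1T_2})|\Phi^+\rangle\ge1-\delta$. This number is the *fidelity* obtained.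

**Definition (access structure).** An access structure $\mathcal A$ is a set of pairs $\{T_1,T_2\}$ as above. It is *monotone* if $\{T_1,T_2\}\in\mathcal A$, $T_1\subseteq T_1'$, $T_2\subseteq T_2'$ and $T_1'\cap T_2'=\emptyset$ imply $\{T_1',T_2'\}\in\mathcal A$. Pairs in $\mathcal A$ are *authorized*; disjoint nonempty pairs outside $\mathcal A$ are *unauthorized*.

*Example.* For $n=3$, the smallest monotone structure containing $\{\{1\},\{2\}\}$ is $\{\{1\},\{2\}\}$, $\{\{1,3\},\{2\}\}$, $\{\{1\},\{2,3\}\}$. The structure whose only element is $\{\{1,2\},\{3\}\}$ is also monotone, since no party is left to enlarge the pair.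

**Definition (scheme).** For $\epsilon>0$, an *$\epsilon$-secure entanglement sharing scheme (ESS) with known partner* realizing $\mathcal A$ is a state $\rho$ such that (i) every pair in $\mathcal A$ recovers an EPR pair exactly; (ii) no unauthorized pair recovers a state $\delta$-close to an EPR pair for any $\delta<\epsilon$. Condition (ii) says that every unauthorized pair, with any local channels, has fidelity at most $1-\epsilon$.

**The question.** Is there a constant $\epsilon>0$ such that for every $n$ and every monotone $\mathcal A$ on $n$ parties there is an $\epsilon$-secure ESS realizing $\mathcal A$?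

**The known construction.** For each $\{T_1,T_2\}\in\mathcal A$ take an EPR pair on qubits $a,b$. Combine $a$ with ancillas, either in a pure state $|0\cdots0\rangle$ or maximally mixed, apply a generic unitary, and distribute the output over $T_1$. Treat $b$ and $T_2$ in the same way. Stack the resulting *blocks* by tensor product. The source paper states that authorized pairs then recover exactly and no unauthorized pair does, but that unauthorized pairs may come $\epsilon$-close to an EPR pair, with $\epsilon$ becoming small as the number of authorized pairs becomes large.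

**The easy case.** Suppose every minimal authorized pair is a pair of singletons $\{\{p\},\{q\}\}$. Give each such $p,q$ one EPR pair. If $\{P,Q\}$ is unauthorized, monotonicity implies that no EPR pair joins $P$ to $Q$, so $\rho_{PQ}$ is a product state and local channels produce a product state $\sigma\otimes\sigma'$. For product vectors $u,v$ we have $|\langle\Phi^+|u\otimes v\rangle|^2=\frac12|u_0v_0+u_1v_1|^2\le\frac12$, and by convexity the fidelity is at most $\frac12$. So $\epsilon=\frac12$ works here, including all of $n=2$. Difficulties begin when one side of a minimal pair has two parties. The smallest case is $\{\{1,2\},\{3\}\}$.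

## 3. Pure ancillas: many small leaks make one EPR pair

We test the guess on blocks of the type $\{\{1,2\},\{3\}\}$ with a pure ancilla. Take $n=2N+1$ parties named $0,1,1',2,2',\dots,N,N'$, and let $\mathcal A$ consist of all disjoint pairs that contain one of the pairs $\{\{i,i'\},\{0\}\}$. For each $i$ use the pure block
$$|\psi\rangle=\tfrac1{\sqrt2}\Big(|00\rangle_{ii'}|0\rangle_0+\tfrac{1}{\sqrt2}\big(|01\rangle+|10\rangle\big)_{ii'}|1\rangle_0\Big).$$
It comes from an EPR pair by a unitary on $a$ and an ancilla $|0\rangle$ that sends $|00\rangle\mapsto|00\rangle$ and $|10\rangle\mapsto(|01\rangle+|10\rangle)/\sqrt2$. Undoing this unitary lets $\{i,i'\}$ and $\{0\}$ recover exactly.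

Let $P=\{1,\dots,N\}$ and $Q=\{1',\dots,N',0\}$. Every pair in $\mathcal A$ has some $\{i,i'\}$ inside one of its sides, so $\{P,Q\}$ is unauthorized. Across the cut $i:i'0$ the block reads
$$|\psi\rangle=|0\rangle_i\big(\tfrac1{\sqrt2}|00\rangle+\tfrac12|11\rangle\big)_{i'0}+\tfrac12|1\rangle_i|01\rangle_{i'0}=\sqrt p\,|0\rangle|f_0\rangle+\sqrt q\,|1\rangle|f_1\rangle,\qquad p=\tfrac34,\ q=\tfrac14,$$
with $f_0\perp f_1$ normalized. After local relabeling, $N$ blocks are
$$\sum_{k=0}^N\sqrt{p^{N-k}q^k}\sum_{s\in\{0,1\}^N,\,|s|=k}|s\rangle_P|s\rangle_Q .$$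

For each $k$, group the strings of weight $k$ into couples, leaving at most one string alone. Both sides relabel: the two strings of couple $t$ become $|t\rangle|0\rangle$ and $|t\rangle|1\rangle$, and a lonely string $u$ becomes $|u\rangle|0\rangle$. A couple contributes a multiple of $|tt\rangle\otimes|\Phi^+\rangle$, because its two strings have equal coefficients. A lonely string contributes a multiple of $|uu\rangle\otimes|00\rangle$. Discarding the labels leaves a mixture of $\Phi^+$ and $|00\rangle\langle00|$ with fidelity
$$F=1-\tfrac12\sum_{k:\binom Nk\text{ odd}}p^{N-k}q^k\ \ge\ 1-\tfrac12\cdot\frac{p^{N+1}-q^{N+1}}{p-q}\ \ge\ 1-\big(\tfrac34\big)^{N+1}.$$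
So for this instance of the construction no constant $\epsilon$ survives, and the guess looks right. But only pure ancillas have been tested. The leak was amplified because equal Schmidt coefficients of a pure state could be coupled; a mixed residue need not behave like this.

## 4. The one-time-pad block and the PPT obstruction

A sensible next attempt uses mixedness to destroy all entanglement in unauthorized cuts. Recall that a state $\rho_{PQ}$ is *PPT* if its partial transpose $\rho^{T_P}$ is positive semidefinite; separable states are PPT. PPT states have what we want: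

* Tensor products of PPT states are PPT, so stacking is harmless.
* If $\mathcal N$ has Kraus operators $M_r$, let $\mathcal N^\sharp$ have Kraus operators $\overline{M_r}$. Then $\big((\mathcal N\otimes\mathcal N')(\rho)\big)^{T_P}=(\mathcal N^\sharp\otimes\mathcal N')(\rho^{T_P})$, so local channels preserve PPT.
* The partial transpose of $\Phi^+$ is $\frac12\mathrm{SWAP}\le\frac12I$. So a PPT two-qubit state $\sigma$ has $\operatorname{Tr}\sigma\Phi^+=\operatorname{Tr}\sigma^{T_a}(\Phi^+)^{T_a}\le\frac12$.

Hence blocks that are PPT across all unauthorized cuts would give $\epsilon=\frac12$. Try $\{\{1,2\},\{3\}\}$: apply a uniformly random Pauli to half of an EPR pair, give that half to party 1, a classical label of the Pauli to party 2, and the other half to party 3. Encode the label as $(z_1,z_2)\in\{\pm1\}^2$ on two qubits of party 2 with Pauli operators $Z_1,Z_2$. The state is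
$$\rho=\tfrac1{16}\big(I+X\otimes Z_1\otimes X-Y\otimes Z_2\otimes Y+Z\otimes Z_1Z_2\otimes Z\big).\tag{2}$$
Given $(z_1,z_2)$, parties 1 and 3 hold $\frac14(I+z_1XX-z_2YY+z_1z_2ZZ)$. By (1), the labels $(1,1),(1,-1),(-1,-1),(-1,1)$ correspond to $\Phi^+$ with $I,X,Z,Y$ applied to the first qubit.

Across $2:13$ this state is separable, as party 2 is classical. Across $1:23$ the attempt stops working: parties 2 and 3 together know the label, so party 3's qubit can be corrected and $\{1\},\{2,3\}$ recover $\Phi^+$ *exactly*. No other block repairs this.

**Proposition 1.** The value $\frac12$ cannot be reached simply by making all unauthorized states separable or PPT. For $n=3$ and $\mathcal A=\{\{\{S_1,S_2\},\{S_3\}\}\}$, no state with exact recovery is PPT across both unauthorized cuts $1{:}23$ and $2{:}13$.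

*Proof.* Suppose $\rho_{123}$ allows exact recovery and is PPT across both cuts.

**Step 1: reduce party 3 to a qubit.** Apply the recovery channel on $S_3$. It commutes with the partial transposes on 1 and on 2 and is completely positive, so both PPT properties persist. Call the result $\rho=\rho_{12b}$; now $\rho^{T_1}\ge0$ and $\rho^{T_2}\ge0$, and some channel $\mathcal N_{12}$ on parties 1, 2 turns $\rho$ into $\Phi^+$.

**Step 2: find four orthogonal states.** Let $P_0=I,P_1,P_2,P_3$ be the Paulis on $b$ and $\rho_k=P_k\rho P_k$. Decoding commutes with operations on $b$, so $\mathcal N_{12}\otimes\mathrm{id}$ turns $\rho_k$ into $P_k\Phi^+P_k$, one of four orthogonal Bell states. Let $M_0$ be the image of $\Phi^+$ under the dual of $\mathcal N_{12}\otimes\mathrm{id}$. Then $0\le M_0\le I$, $\operatorname{Tr}M_0\rho_0=1$, and $\operatorname{Tr}M_0\rho_k=0$ for $k\ne0$. So $\rho_0$ is supported in the eigenspace of $M_0$ with eigenvalue 1 and $\rho_k$ in its kernel, whence $\operatorname{Tr}(\rho P_k\rho P_k)=0$ for $k\ne0$.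

**Step 3: carry this to the partial transpose.** Put $\omega=\rho^{T_1}\ge0$, a state. Since $\operatorname{Tr}X^{T_1}Y^{T_1}=\operatorname{Tr}XY$ and $T_1$ commutes with conjugation on $b$, we get $\operatorname{Tr}(\omega P_k\omega P_k)=0$ for $k\ne0$. Products of Paulis are Paulis up to phase, so the four states $P_k\omega P_k$ are mutually orthogonal. Their average is $\omega_{12}\otimes\frac I2$: expand $\omega=\sum_l\omega_l\otimes P_l$, and note that each $P_l$ with $l\ne0$ commutes with two of the four Paulis and anticommutes with the other two. The entropy (in bits) of a uniform mixture of four orthogonal states, each of entropy $S(\omega)$, is $2+S(\omega)$. Hence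
$$2+S(\omega)=1+S(\omega_{12}).\tag{3}$$

**Step 4: use the second cut to bound entropy the other way.** We have $\omega^{T_1T_2}=\rho^{T_2}\ge0$. A full transpose gives $\omega^{T_b}\ge0$. For a $2\times2$ matrix, $(\operatorname{tr}X)I-X=\sigma_2X^T\sigma_2$: with $X=\begin{pmatrix}x&y\\z&w\end{pmatrix}$ both sides are $\begin{pmatrix}w&-y\\-z&x\end{pmatrix}$. Applying this on $b$,
$$\omega_{12}\otimes I_b-\omega=(I\otimes\sigma_2)\,\omega^{T_b}\,(I\otimes\sigma_2)\ge0 .$$
The logarithm is operator monotone, so $\log(\omega+\eta I)\le\log(\omega_{12}\otimes I+\eta I)$ for $\eta>0$. Take the trace against $-\omega$ and let $\eta\to0$: $S(\omega)\ge S(\omega_{12})$. With (3), $2+S(\omega)\le1+S(\omega)$, a contradiction. Separable states are PPT, so they are excluded too. $\square$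

So some entanglement must remain in an unauthorized cut. If $\frac12$ is reachable, the residue must be entangled and yet useless in any number of copies.

## 5. Every monotone structure at fidelity one half

The first guess is wrong, and the best constant can be reached.

**Theorem 2.** For every $n$ and every monotone access structure $\mathcal A$ on $n$ parties there is a $\frac12$-secure ESS with known partner realizing $\mathcal A$: authorized pairs recover an EPR pair exactly, and every unauthorized pair has fidelity at most $\frac12$ with $|\Phi^+\rangle$.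

**Theorem 3 (optimality and classification).** If some disjoint nonempty pair lies outside $\mathcal A$, no $\epsilon$-secure ESS with $\epsilon>\frac12$ exists. If $\mathcal A$ is realized with some $\epsilon>0$, then $\mathcal A$ is monotone. Hence $\mathcal A$ is realizable for some $\epsilon>0$ iff it is monotone iff it is realizable with $\epsilon=\frac12$.

**Theorem 4 (higher dimensions).** Let $|\Phi_K\rangle=K^{-1/2}\sum_i|ii\rangle$. For all $r\ge1$, $K_0\ge2$ and monotone $\mathcal A$ there is a state such that every authorized pair recovers $r$ EPR pairs exactly, while every unauthorized pair, for every $2\le K\le K_0$ and any local channels to $\mathbb C^K$ (even assisted by shared randomness), has fidelity at most $1/K$ with $\Phi_K$. The value $1/K$ is optimal.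

The scheme is the stacked construction with maximally mixed ancillas and with specific unitaries in place of generic ones. The proof needs a measure of residual correlation that does not grow under stacking, encodings for which it is small across every unauthorized cut, and a bound on the fidelity in terms of it.

## 6. Operator coefficients that do not grow under tensor products

Let $\tau=\operatorname{tr}(\cdot)/\dim$ and $\|x\|_2^2=\tau(x^\dagger x)$. Operators $A_\mu$ are *orthonormal* if $\tau(A_\mu^\dagger A_\nu)=\delta_{\mu\nu}$.

**Definition (form with constant $c$).** Let $0\le c\le1$. A state $\rho'$ on $H_P\otimes H_Q$ of dimensions $d_P,d_Q$ has *form $\mathcal F(c)$* if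
$$\rho'=\frac1{d_Pd_Q}\Big(I+\sum_\mu s_\mu\,A_\mu\otimes B_\mu\Big),\qquad|s_\mu|\le c,\tag{4}$$
where $\{A_\mu\}$ is orthonormal and traceless and $\{B_\mu\}$ is orthonormal and traceless. The sum is finite and may be empty; the maximally mixed state has every form $\mathcal F(c)$. Tracelessness forces both marginals of $\rho'$ to be maximally mixed.

*Example (isotropic state).* For any orthonormal basis of operators on $\mathbb C^K$,
$$\Phi_K=\frac1{K^2}\sum_\mu A_\mu\otimes\overline{A_\mu}.$$
For the basis $\sqrt K\,e_{ij}$ this is $\frac1K\sum_{ij}e_{ij}\otimes e_{ij}=\Phi_K$, and the right side is unchanged by a unitary change of basis. Take $A_0=I$. Then $(1-c)\frac{I}{K^2}+c\,\Phi_K=\frac1{K^2}\big(I+c\sum_{\mu\ne0}A_\mu\otimes\overline{A_\mu}\big)$ has form $\mathcal F(c)$, with fidelity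
$$\frac{1-c}{K^2}+c=\frac{1+c(K^2-1)}{K^2}.\tag{5}$$
This exceeds $\frac1K$ exactly when $c>\frac1{K+1}$. For qubits the threshold is $c=\frac13$.

*Example (pad block).* Across $1:23$, the state (2) has form $\mathcal F(1)$ with $A_\mu\in\{X,Y,Z\}$ and $B_\mu\in\{Z_1\otimes X,\ Z_2\otimes Y,\ Z_1Z_2\otimes Z\}$. Each Pauli is carried by a single term of coefficient $\pm1$.

**Lemma 5 (tensor products).** A tensor product of finitely many states of form $\mathcal F(c)$, with all $P$-factors grouped together and all $Q$-factors grouped together, has form $\mathcal F(c)$ with the same $c$.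

*Proof.* For the $l$-th state add an index $0$ with $s^{(l)}_0=1$, $A^{(l)}_0=I$, $B^{(l)}_0=I$. The enlarged families are still orthonormal, because the other members are traceless. The product state is
$$\frac1{d_Pd_Q}\sum_{(\mu_1,\mu_2,\dots)}\Big(\prod_ls^{(l)}_{\mu_l}\Big)\Big(\bigotimes_lA^{(l)}_{\mu_l}\Big)\otimes\Big(\bigotimes_lB^{(l)}_{\mu_l}\Big).$$
The tuple $(0,0,\dots)$ gives $I$. Any other tuple has a nonzero entry, so its operators have a traceless factor on each side and are traceless. Its coefficient is a product of at least one number of modulus at most $c$ with numbers of modulus at most $1$, as $c\le1$. Since $\tau$ is multiplicative over tensor factors, $\tau$-inner products of two tuples are products of Kronecker deltas, which gives orthonormality. $\square$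

This is the tensorization of quantum maximal correlation (Beigi, J. Math. Phys. 54 (2013) 082202), made explicit. For two isotropic copies, for instance, the coefficients are $c$ and $c^2$; none exceeds $c$.

So it suffices to build blocks whose unauthorized cuts have form $\mathcal F(c)$ with small $c$.

## 7. Anticommuting operators spread over the parties

In the pad block, party 1 and party 2 jointly carry the "logical Paulis" $R_1=X\otimes Z_1$, $R_2=Y\otimes Z_2$, $R_3=Z\otimes Z_1Z_2$. We want each $R_a$ to be a sum of *many* product terms with small coefficients. If the terms are orthonormal then $\sum_\alpha|r_\alpha|^2=\tau(R_a^2)=1$, so $m$ equal terms have modulus $m^{-1/2}$. A sum of $m$ Hermitian unitaries, divided by $\sqrt m$, squares to $I$ when they anticommute. Party 1 can supply the anticommutation while the other parties only supply commuting labels.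

Recall Jordan–Wigner: on $m$ qubits, the operators $\gamma_{2j-1}=Z^{\otimes(j-1)}\otimes X\otimes I^{\otimes(m-j)}$ and $\gamma_{2j}=Z^{\otimes(j-1)}\otimes Y\otimes I^{\otimes(m-j)}$, $1\le j\le m$, are $2m$ pairwise anticommuting Hermitian unitaries.

**Lemma 6.** Let $k,m\ge1$. There are spaces $H_1,\dots,H_k$ and Hermitian $R_1,R_2,R_3$ on $H_1\otimes\cdots\otimes H_k$ with $R_a^2=I$, $R_1R_2=iR_3$, $R_2R_3=iR_1$, $R_3R_1=iR_2$, and
$$R_a=\sum_{\alpha\in I_a}r_\alpha\,W_\alpha^{(1)}\otimes\cdots\otimes W_\alpha^{(k)},\qquad|r_\alpha|\le m^{-1/2},\tag{6}$$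
with disjoint finite index sets $I_1,I_2,I_3$ such that for each $p$ the unitaries $\{W_\alpha^{(p)}\}_{\alpha\in I_1\cup I_2\cup I_3}$ are traceless and orthonormal.

*Proof.*

**Step 1: build anticommuting product operators.** Let $H_1$ be $m$ qubits carrying $\gamma_1,\dots,\gamma_{2m}$. For $p\ge2$ let $H_p$ be $2m$ qubits, with $Z_j$ the Pauli $Z$ on the $j$-th. Put $G_j=\gamma_j\otimes Z_j\otimes\cdots\otimes Z_j$, so $G_j=\gamma_j$ if $k=1$. The $G_j$ are Hermitian and square to $I$. They anticommute pairwise, since the $\gamma$'s do and the $Z$'s commute.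

**Step 2: define the $R_a$ and check the Pauli relations.** Let
$$R_1=\frac1{\sqrt m}\sum_{j\le m}G_j,\qquad R_2=\frac1{\sqrt m}\sum_{m<l\le2m}G_l,\qquad R_3=-iR_1R_2=\frac{-i}m\sum_{j\le m<l}G_jG_l .$$
In $R_1^2=\frac1m\big(\sum_jG_j^2+\sum_{j<j'}(G_jG_{j'}+G_{j'}G_j)\big)$ the cross terms vanish, so $R_1^2=I$; likewise $R_2^2=I$. Every $G_j$ in $R_1$ anticommutes with every $G_l$ in $R_2$, so $R_1R_2=-R_2R_1$. Then:

* $R_1R_2=iR_3$ by definition, and $R_3^\dagger=iR_2R_1=-iR_1R_2=R_3$;
* $R_3^2=-R_1R_2R_1R_2=R_1^2R_2^2=I$;
* $R_2R_3=-iR_2R_1R_2=iR_1R_2^2=iR_1$;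
* $R_3R_1=-iR_1R_2R_1=iR_1^2R_2=iR_2$.

**Step 3: read off the expansion.** Index the terms by subsets of $\{1,\dots,2m\}$: $I_1$ consists of the singletons $\{j\}$ with $j\le m$, $I_2$ of the singletons $\{l\}$ with $l>m$, and $I_3$ of the pairs $\{j,l\}$ with $j\le m<l$. These are distinct nonempty sets, so the index sets are disjoint. With products in increasing order, the local operators are $\gamma_S=\prod_{j\in S}\gamma_j$ at party 1 and $Z_S=\prod_{j\in S}Z_j$ at the others. The coefficients have modulus $m^{-1/2}$, $m^{-1/2}$ and $1/m$, all at most $m^{-1/2}$.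

**Step 4: check tracelessness.** For $S\ne\emptyset$, $\operatorname{tr}Z_S=0$. If $|S|$ is even and nonzero, pick $j\in S$: moving $\gamma_j$ through $\gamma_S$ gives $|S|-1$ sign changes, an odd number. If $|S|$ is odd, then $S\ne\{1,\dots,2m\}$; pick $j\notin S$, which gives $|S|$ sign changes, again odd. In both cases $\gamma_j\gamma_S\gamma_j^{-1}=-\gamma_S$, so $\operatorname{tr}\gamma_S=0$.

**Step 5: check orthonormality.** We have $\gamma_S^\dagger\gamma_{S'}=\pm\gamma_{S\triangle S'}$ and $Z_S^\dagger Z_{S'}=Z_{S\triangle S'}$. For $S\ne S'$ these are traceless by Step 4; for $S=S'$ they equal $I$, since the operators are unitary. $\square$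

*Examples.* For $k=2$, $m=1$, with $\gamma_1=X$, $\gamma_2=Y$, we get $R_1=X\otimes Z_1$, $R_2=Y\otimes Z_2$ and $R_3=-iXY\otimes Z_1Z_2=Z\otimes Z_1Z_2$: the pad. For $k=2$, $m=2$,
$$R_1=\tfrac1{\sqrt2}(X I\otimes Z_1+YI\otimes Z_2),\qquad R_2=\tfrac1{\sqrt2}(ZX\otimes Z_3+ZY\otimes Z_4),$$
and $R_3$ has four terms, with coefficients of modulus $\frac12$.

## 8. The block state and exact recovery

Fix $m$. For $T=\{T_1,T_2\}$ let $R_a$ be the operators of Lemma 6 on the parties of $T_1$ (with $k=|T_1|$, in any order), with data $I_a,r_\alpha,W_\alpha^{(p)}$ for $p\in T_1$. Let $L_a$ be the analogous operators on $T_2$, with data $J_a,t_\beta,W_\beta^{(p)}$ for $p\in T_2$. With $D$ the total dimension, put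
$$\rho_T=\frac1D\big(I+R_1\otimes L_1-R_2\otimes L_2+R_3\otimes L_3\big).\tag{7}$$
For $T=\{\{1,2\},\{3\}\}$ and $m=1$ this is (2).

**Step 1: find the hidden qubit.** The aim is a unitary $U_1:\mathbb C^2\otimes\mathcal K_1\to H_{T_1}$ with $R_a=U_1(\sigma_a\otimes I)U_1^\dagger$. Let $\mathcal K_1$ be the $+1$ eigenspace of $R_3$. Taking adjoints in $R_3R_1=iR_2$ gives $R_1R_3=-iR_2$, so $R_1$ anticommutes with $R_3$ and exchanges the $\pm1$ eigenspaces of $R_3$; being unitary, it maps one onto the other isometrically. Hence $U_1(|0\rangle\otimes v)=v$, $U_1(|1\rangle\otimes v)=R_1v$ defines a unitary. It intertwines $\sigma_3\otimes I$ with $R_3$, as $R_3v=v$ and $R_3R_1v=-R_1v$. It intertwines $\sigma_1\otimes I$ with $R_1$, as $R_1$ exchanges $v$ and $R_1v$. So it intertwines $\sigma_2=-i\sigma_3\sigma_1$ with $-iR_3R_1=R_2$. In the same way there is $U_2:\mathbb C^2\otimes\mathcal K_2\to H_{T_2}$ for the $L_a$.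

**Step 2: recognize an encoded EPR pair.** Since $D=4\dim\mathcal K_1\dim\mathcal K_2$, (1) and (7) give
$$\rho_T=(U_1\otimes U_2)\Big(\Phi^+_{ab}\otimes\frac{I_{\mathcal K_1}}{\dim\mathcal K_1}\otimes\frac{I_{\mathcal K_2}}{\dim\mathcal K_2}\Big)(U_1\otimes U_2)^\dagger .\tag{8}$$
So $\rho_T$ is a state, and $T_1$, $T_2$ recover $\Phi^+$ exactly by applying $U_1^\dagger$, $U_2^\dagger$ and discarding $\mathcal K_1,\mathcal K_2$.

**The scheme.** Set $\rho=\bigotimes_{T\in\mathcal A}\rho_T$; each party holds the tensor product of its shares. Property (i) holds, because an authorized pair decodes its own block.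

## 9. Unauthorized cuts have coefficients at most $m^{-1/2}$

**Lemma 7.** Let $\mathcal A$ be monotone, let $P,Q$ be disjoint and nonempty with $\{P,Q\}\notin\mathcal A$, and let $c=m^{-1/2}$. Up to grouping of tensor factors, $\rho_{PQ}=\theta_P\otimes\theta_Q\otimes\rho'$, where $\theta_P$ is a state held entirely by $P$, $\theta_Q$ a state held entirely by $Q$, and $\rho'$ on $H_P'\otimes H_Q'$ has form $\mathcal F(c)$.

*Proof.* Different blocks are in a tensor product, so we reduce each block to $P\cup Q$ separately. Take $T\in\mathcal A$ and $M=T_1\cup T_2$. For a set $X$ of parties write $W_\alpha^X=\bigotimes_{p\in X}W_\alpha^{(p)}$. By (6) and (7), every non-identity term of $\rho_T$ is a multiple of $W_\alpha^{T_1}\otimes W_\beta^{T_2}$ with $\alpha\in I_a$, $\beta\in J_a$ for the same $a$.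

**Step 1: a member of $M$ is missing.** The aim is to see that such a block carries nothing. Suppose $M\not\subseteq P\cup Q$. Each non-identity term has a traceless factor at every party of $M$, so tracing out one missing party kills all of them. What remains is maximally mixed: form $\mathcal F(c)$ with no terms.

**Step 2: the block lies on one side.** If $M\subseteq P$ or $M\subseteq Q$, put the block into $\theta_P$ or $\theta_Q$.

**Step 3: use that $\{P,Q\}$ is unauthorized.** Now let $M\subseteq P\cup Q$ meet both $P$ and $Q$. Call $T_i$ *split* if it meets both $P$ and $Q$. If neither were split, each $T_i$ would lie inside $P$ or inside $Q$. They could not lie on the same side, since $M$ meets both. So $T_1\subseteq P$, $T_2\subseteq Q$ or the reverse, and monotonicity would give $\{P,Q\}\in\mathcal A$, a contradiction. At least one $T_i$ is split.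

**Step 4: both are split.** Expand both sides. The terms are indexed by $\mu=(\alpha,\beta)$ with $\alpha\in I_a$, $\beta\in J_a$ for the same $a$, and
$$s_\mu=\pm r_\alpha t_\beta,\quad A_\mu=W_\alpha^{T_1\cap P}\otimes W_\beta^{T_2\cap P},\quad B_\mu=W_\alpha^{T_1\cap Q}\otimes W_\beta^{T_2\cap Q}.$$
All four intersections are nonempty. Hence every $A_\mu$ has a traceless factor, and $\tau(A_\mu^\dagger A_\nu)$ is a product of factors $\delta_{\alpha\alpha'}$ and $\delta_{\beta\beta'}$, each occurring at least once. The same holds for $B_\mu$. Finally $|s_\mu|\le\frac1m\le c$.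

**Step 5: one is split.** Suppose $T_1$ is split and $T_2\subseteq P$. Do *not* expand $L_a$: different $\beta$ could not be told apart on the $Q$ side. The terms are indexed by $\alpha\in I_1\cup I_2\cup I_3$; for $\alpha\in I_a$,
$$s_\alpha=\pm r_\alpha,\qquad A_\alpha=W_\alpha^{T_1\cap P}\otimes L_a,\qquad B_\alpha=W_\alpha^{T_1\cap Q}.$$
Both $T_1\cap P$ and $T_1\cap Q$ are nonempty, so both families are traceless. For $\alpha\ne\alpha'$ the inner products vanish because of the $W$ factors. For $\alpha=\alpha'$ they are $1$, since $L_a$ and the $W$'s are unitary. Here $|s_\alpha|\le c$. The remaining cases follow by exchanging $P\leftrightarrow Q$ or $T_1\leftrightarrow T_2$.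

**Step 6: assemble.** The blocks of Steps 1, 4 and 5 have form $\mathcal F(c)$; by Lemma 5 so does their tensor product $\rho'$. The blocks of Step 2 make up $\theta_P$ and $\theta_Q$. If there are no blocks of some kind, the corresponding space is one-dimensional. $\square$

## 10. Local channels into $\mathbb C^K$: from $\frac1K+c$ to $\frac1K$

We recall two standard facts. A channel $\mathcal N$ has a Heisenberg dual $E$, unital and completely positive, with $\operatorname{Tr}\mathcal N(X)e=\operatorname{Tr}X\,E(e)$. By Stinespring, $E(e)=V^\dagger(e\otimes I)V$ with $V^\dagger V=I$.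

**Lemma 8.** Let $\rho'$ be a state of form $\mathcal F(c)$ with $c\le\frac1{K+1}$, $K\ge2$. Then for all local channels $\mathcal N,\mathcal N'$ to $\mathbb C^K$ and all local states $\theta_P,\theta_Q$,
$$F=\langle\Phi_K|(\mathcal N\otimes\mathcal N')(\theta_P\otimes\theta_Q\otimes\rho')|\Phi_K\rangle\le\frac1K .$$

*Proof.*

**Step 1: express $F$ through the two duals.** Absorb the local states: replace $\mathcal N$ by $X\mapsto\mathcal N(\theta_P\otimes X)$ and treat $\mathcal N'$ likewise. Now $\mathcal N,\mathcal N'$ act on $H_P',H_Q'$, with dimensions $d_P,d_Q$ and duals $E,E'$. For the matrix units $e_{ij}=|i\rangle\langle j|$ put $x_{ij}=E(e_{ij})$ and $y_{ij}=E'(e_{ij})$. Since $\Phi_K=\frac1K\sum_{ij}e_{ij}\otimes e_{ij}$, (4) gives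
$$F=\frac1K\sum_{ij}\operatorname{Tr}\rho'(x_{ij}\otimes y_{ij})=\frac1K\sum_{ij}\Big[\tau(x_{ij})\tau(y_{ij})+\sum_\mu s_\mu\,\tau(A_\mu x_{ij})\,\tau(B_\mu y_{ij})\Big].\tag{9}$$

**Step 2: bound the product part.** We have $\tau(x_{ij})=\operatorname{Tr}\big[\mathcal N(I/d_P)|i\rangle\langle j|\big]=\langle j|\mathcal N(I/d_P)|i\rangle$, so $(\tau(x_{ij}))$ is the transpose of the density matrix $\mathcal N(I/d_P)$. Let $\pi=\sum_{ij}|\tau(x_{ij})|^2\in[0,1]$ be its purity, and $\pi'$ the purity for $y$. Cauchy–Schwarz gives $\big|\sum_{ij}\tau(x_{ij})\tau(y_{ij})\big|\le\sqrt{\pi\pi'}$.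

**Step 3: bound the correlated part.** Let $x^\circ=x-\tau(x)I$. Since $A_\mu$ is traceless, $\tau(A_\mu x)=\tau(A_\mu x^\circ)$, which is the inner product of $A_\mu^\dagger$ with $x^\circ$. The $A_\mu^\dagger$ are orthonormal, because $\tau(A_\mu A_\nu^\dagger)=\tau(A_\nu^\dagger A_\mu)=\delta_{\mu\nu}$. Bessel gives $\sum_\mu|\tau(A_\mu x)|^2\le\|x^\circ\|_2^2$, and similarly for $B_\mu$ and $y$. Cauchy–Schwarz over $\mu$, then over $(i,j)$, yields
$$\Big|\sum_{ij}\sum_\mu s_\mu\tau(A_\mu x_{ij})\tau(B_\mu y_{ij})\Big|\le c\sum_{ij}\|x_{ij}^\circ\|_2\|y_{ij}^\circ\|_2\le c\sqrt{vv'},$$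
where
$$v=\sum_{ij}\|x_{ij}^\circ\|_2^2=\sum_{ij}\tau(x_{ij}^\dagger x_{ij})-\pi,\tag{10}$$
using $\|x^\circ\|_2^2=\|x\|_2^2-|\tau(x)|^2$, and $v'$ is the analogue for $y$. Hence
$$F\le\frac1K\big[\sqrt{\pi\pi'}+c\sqrt{vv'}\big].\tag{11}$$

**Step 4: choose a good basis to estimate $v$.** The sum in (10) is the trace of the quadratic form $e\mapsto\|E(e)\|_2^2$ on $M_K$. It has the same value in every Hilbert–Schmidt orthonormal basis, in particular in the matrix units of any orthonormal basis $(f_i)$ of $\mathbb C^K$. Let $f_i$ be an eigenbasis of $\mathcal N(I/d_P)$, with eigenvalues $\lambda_1\ge\dots\ge\lambda_K\ge0$, $\sum\lambda_i=1$, $\pi=\sum\lambda_i^2$. From here on $x_{ij}=E(|f_i\rangle\langle f_j|)$. Write the Stinespring isometry as $V=\sum_if_i\otimes V_i$ with $\sum_iV_i^\dagger V_i=I$. Then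
$$x_{ij}=V_i^\dagger V_j,\qquad\tau(V_i^\dagger V_i)=\langle f_i|\mathcal N(I/d_P)|f_i\rangle=\lambda_i .$$

**Step 5: bound each term.** Since $V_i^\dagger V_i\le I$, also $V_iV_i^\dagger\le I$. Therefore
$$\tau(x_{ij}^\dagger x_{ij})=\tau(V_j^\dagger V_iV_i^\dagger V_j)\le\tau(V_j^\dagger V_j)=\lambda_j .$$
By traciality and $x_{ij}^\dagger=x_{ji}$, the same quantity equals $\tau(x_{ij}x_{ij}^\dagger)=\tau(x_{ji}^\dagger x_{ji})\le\lambda_i$. So
$$\tau(x_{ij}^\dagger x_{ij})\le\min(\lambda_i,\lambda_j).\tag{12}$$

**A crude bound, and where it falls short.** Using only $\tau(x_{ij}^\dagger x_{ij})\le\lambda_j$ gives $v\le K-\pi\le K$, likewise $v'\le K$, and (11) gives $F\le\frac1K+c$ for every $c$. With $K=2$ and $m=16$ this is $F\le\frac34$, which already answers the question of Section 2 with $\epsilon=\frac14$. But for $c>0$ this bound stays above $\frac1K$. It treats the product part as if $\pi=\pi'=1$ and the correlated part as if $v,v'$ were as large as possible. These cannot happen together: when $\pi=1$ the output is pure, (12) leaves only the term $i=j=1$, and $v=0$. The sharp bound needs this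 trade-off.

**Step 6: prove the trade-off.** We claim
$$v\le(K+1)(1-\pi).\tag{13}$$
From (10) and (12), as the $\lambda_i$ decrease,
$$v\le\sum_{ij}\min(\lambda_i,\lambda_j)-\pi=\sum_j\lambda_j+2\sum_{i<j}\lambda_j-\pi=(1-\pi)+2\sum_j(j-1)\lambda_j .$$
So it remains to show that
$$g(\lambda)=K\Big(1-\sum_j\lambda_j^2\Big)-2\sum_j(j-1)\lambda_j\ge0$$
on decreasing probability vectors. The function $g$ is concave, so we may check it on vectors whose convex combinations give all such $\lambda$. For $1\le q\le K$ let $u_q=(\frac1q,\dots,\frac1q,0,\dots,0)$ with $q$ nonzero entries. With $\lambda_{K+1}=0$,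
$$\lambda=\sum_{q=1}^Kq(\lambda_q-\lambda_{q+1})\,u_q ,$$
because the $j$-th coordinate of the right side is $\sum_{q\ge j}(\lambda_q-\lambda_{q+1})=\lambda_j$. The weights are nonnegative and sum to $\sum_q\lambda_q=1$. Finally,
$$g(u_q)=K\Big(1-\frac1q\Big)-\frac2q\cdot\frac{q(q-1)}2=\frac{(q-1)(K-q)}q\ge0 .$$
This proves (13), and the same argument gives $v'\le(K+1)(1-\pi')$.

**Step 7: conclude.** From (11), (13) and $c(K+1)\le1$,
$$F\le\frac1K\Big[\sqrt{\pi\pi'}+\sqrt{(1-\pi)(1-\pi')}\Big]\le\frac1K,$$
by Cauchy–Schwarz for the unit vectors $(\sqrt\pi,\sqrt{1-\pi})$ and $(\sqrt{\pi'},\sqrt{1-\pi'})$. $\square$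

The threshold $\frac1{K+1}$ is sharp: by (5), for $c>\frac1{K+1}$ the isotropic state of form $\mathcal F(c)$ has fidelity above $\frac1K$ with no processing at all.

## 11. Proofs of the three theorems

**Proof of Theorem 2.** Take $m=9$, so $c=\frac13$. The state $\rho=\bigotimes_{T\in\mathcal A}\rho_T$ satisfies (i) by Section 8. If $\{P,Q\}$ is unauthorized, Lemma 7 puts $\rho_{PQ}$ in the form $\theta_P\otimes\theta_Q\otimes\rho'$ with $\rho'$ of form $\mathcal F(\frac13)$. Lemma 8 with $K=2$ gives fidelity at most $\frac12$ for all local channels. So (ii) holds with $\epsilon=\frac12$, independently of $n$, $\mathcal A$ and $|\mathcal A|$. $\blacksquare$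

It suffices to stack over the minimal pairs of $\mathcal A$: every authorized pair contains a minimal one and decodes that block while ignoring the rest, and the proof of Lemma 7 uses only that each block belongs to a pair in $\mathcal A$. Each block then costs a party at most $2m=18$ qubits.

**Proof of Theorem 3.**

**Step 1: $\frac12$ cannot be exceeded.** Any pair can discard its systems and output $|0\rangle\otimes|0\rangle$, with fidelity $|\langle\Phi^+|00\rangle|^2=\frac12$. If an unauthorized pair exists, (ii) forces $\frac12\le1-\epsilon$, that is, $\epsilon\le\frac12$.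

**Step 2: monotonicity is necessary.** Let $\rho$ realize $\mathcal A$ with some $\epsilon>0$, let $\{T_1,T_2\}\in\mathcal A$, and let $T_1'\supseteq T_1$, $T_2'\supseteq T_2$ be disjoint. The enlarged pair ignores the extra systems and recovers exactly, that is, with $\delta=0<\epsilon$. By (ii) it cannot lie outside $\mathcal A$. So $\mathcal A$ is monotone.

**Step 3: close the chain.** Realizable for some $\epsilon>0$ implies monotone by Step 2; monotone implies realizable with $\epsilon=\frac12$ by Theorem 2; the last trivially implies the first. $\blacksquare$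

**Proof of Theorem 4.** Take $m\ge(K_0+1)^2$ and stack $r$ copies of every block. An authorized pair decodes its $r$ copies and recovers $r$ EPR pairs exactly. The proof of Lemma 7 treats each block separately and then uses Lemma 5, so it applies to any multiset of blocks, with
$$c=m^{-1/2}\le\frac1{K_0+1}\le\frac1{K+1}\qquad(2\le K\le K_0).$$
Lemma 8 gives fidelity at most $\frac1K$ with $\Phi_K$ for all local channels to $\mathbb C^K$. With shared randomness the joint channel is a convex combination of products $\mathcal N_\omega\otimes\mathcal N'_\omega$. The fidelity is linear in the output, so it is an average of numbers at most $\frac1K$. Conversely, outputting $|0\rangle\otimes|0\rangle$ always achieves $|\langle\Phi_K|00\rangle|^2=\frac1K$, so the value $\frac1K$ is optimal. $\blacksquare$
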